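\title{Inner product estimation with limited two-way quantum communication}

\begin{abstract}
Alice holds copies of an unknown $n$-qubit state $\rho$, Bob holds copies of an unknown state $\sigma$, and they want to estimate $\operatorname{tr}(\rho\sigma)$ to additive error $\epsilon$. They process one pair of copies at a time, keep no quantum memory, and may exchange at most $k$ qubits per pair. We show that the number of pairs needed is
$\Theta(\operatorname{med}\{1/\epsilon^2,\,2^{n/2}/\epsilon,\,2^{n-k}/\epsilon^2\})$.
The lower bound allows interactive quantum messages in both directions and arbitrary two-way classical communication; the upper bound uses only one-way communication. In particular the lower bound $\Omega(\operatorname{med}\{1/\epsilon^2,\,2^{n/2}/\sqrt\epsilon,\,2^{n-k}/\epsilon^2\})$ known for one-way protocols persists for two-way protocols, which answers a question of Gong, Haferkamp, Ye and Zhang, and its middle term can be improved. The communication constraint enters through a single inequality on the partial transposes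 of the measurement operators. Adaptivity is handled first by Bombieri's inequality for products of polynomials and then, for the sharp bound, by a description of the posterior mean of $\rho\otimes\rho$ together with a bound on the growth of mutual information.
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The problem}

Let $\rho$ and $\sigma$ be unknown, possibly mixed, states of $n\ge1$ qubits, and let $d=2^n$. Their overlap $\operatorname{tr}(\rho\sigma)$ is the squared inner product of the state vectors when both states are pure, and it is the purity when $\rho=\sigma$. Alice receives copies of $\rho$ and Bob receives copies of $\sigma$. They must output an estimate $\hat e$ such that $|\hat e-\operatorname{tr}(\rho\sigma)|\le\epsilon$ with probability at least $2/3$, for every pair $\rho,\sigma$. The sample complexity $N$ is the number of pairs of copies used in the worst case.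

If one party holds both copies, the task is easy. The swap operator $F$ on $\mathbb{C}^d\otimes\mathbb{C}^d$ has eigenvalues $\pm1$ and satisfies $\operatorname{tr}(F\,X\otimes Y)=\operatorname{tr}(XY)$. Measuring $F$ on $\rho\otimes\sigma$ (the swap test) gives a sign with mean $\operatorname{tr}(\rho\sigma)$, so $O(1/\epsilon^2)$ pairs suffice in every dimension. This costs $n$ qubits of communication per pair. We ask what happens when only $k$ qubits per pair are available, $0\le k\le n$, and we put $K=2^k$.

Protocols run in rounds $t=1,\dots,N$. In round $t$ Alice receives a fresh copy of $\rho$ and Bob a fresh copy of $\sigma$. All quantum registers of a round are measured or discarded by its end: there is no quantum memory between rounds and no pre-shared entanglement, and only classical information persists. We consider two models.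

\emph{One-way model.} Alice applies to her copy a quantum instrument chosen from her earlier classical data; it produces a classical outcome and a $k$-qubit register, which she sends to Bob. Bob measures his copy together with the $k$ received qubits, with a measurement chosen from all classical data available to him. Classical communication goes from Alice to Bob only.

\emph{Generalized model.} Within a round, Alice and Bob may exchange quantum messages in both directions, over any number of interactive exchanges, provided that at most $k$ qubits are exchanged in total. Within and across rounds they may use local operations and arbitrary two-way adaptive classical communication (LOCC).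

Every one-way protocol is a generalized protocol. For the one-way model the lower bound
\begin{equation}\label{eq:known}
N=\Omega\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\ \frac{2^{n/2}}{\sqrt\epsilon},\ \frac{2^{n-k}}{\epsilon^2}\Big\}\Big)
\end{equation}
is known, where $\operatorname{med}$ is the median of three numbers, and it is asked in \cite{GHYZ} whether \eqref{eq:known} holds in the generalized model. Here and below $\Omega$, $O$ and $\Theta$ hide absolute constants. Since $K\le d$, the third entry is at least the first, so these medians have the form $\operatorname{med}\{a,b,c\}=\max\{a,\min\{b,c\}\}$.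

\subsection{Results}

The answer to the question is yes.

\begin{theorem}\label{thm:one}
For $0<\epsilon\le 1/20$, every protocol in the generalized model has
\[
N\ \ge\ \max\Big\{\frac1{180\,\epsilon^2},\ \min\Big\{\frac{\sqrt d}{20\sqrt{5\epsilon}},\ \frac{d}{1250\,K\epsilon^2}\Big\}\Big\}
=\Omega\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\frac{2^{n/2}}{\sqrt\epsilon},\frac{2^{n-k}}{\epsilon^2}\Big\}\Big).
\]
\end{theorem}

The middle term is not sharp. The next two theorems determine the sample complexity of both models up to a constant factor.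

\begin{theorem}\label{thm:two}
For $0<\epsilon\le 1/34$, every protocol in the generalized model has
\[
N=\Omega\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\frac{2^{n/2}}{\epsilon},\frac{2^{n-k}}{\epsilon^2}\Big\}\Big).
\]
\end{theorem}

\begin{theorem}\label{thm:three}
There is a protocol in the one-way model, valid for all mixed states $\rho,\sigma$, with
\[
N=O\Big(\operatorname{med}\Big\{\frac1{\epsilon^2},\frac{2^{n/2}}{\epsilon},\frac{2^{n-k}}{\epsilon^2}\Big\}\Big).
\]
\end{theorem}

Thus two-way quantum communication and arbitrary LOCC help by at most a constant factor in the worst case. The formula has three regimes. If $\epsilon\le d^{-1/2}$, the complexity is $1/\epsilon^2$ for every $k$, including $k=0$. If $\epsilon> d^{-1/2}$ and $K\le\sqrt d/\epsilon$, it is $\sqrt d/\epsilon$, and quantum communication is of no use. Only for $k>n/2+\log_2(1/\epsilon)$ does it drop, to $d/(K\epsilon^2)$.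

Both lower bounds are proved for a larger class, the $K$-admissible protocols of Definition~\ref{def:adm}, which also contains all protocols that use $k$ fresh ebits per round and unlimited two-way LOCC. Theorem~\ref{thm:two} is stronger than Theorem~\ref{thm:one} in order of magnitude. We prove Theorem~\ref{thm:one} separately because its proof is short, gives explicit constants, and shows what the longer proof has to repair.

\subsection{Where the three terms come from}

The term $1/\epsilon^2$ is the cost of estimating the bias of a coin. The other two are the costs of two natural protocols. In the first, both parties rotate by a common random unitary and locate their states among $d/K$ blocks of dimension $K$. With probability about $K/d$ they land in the same block; then Alice's state fits into $k$ qubits and Bob can run a swap test. One needs $1/\epsilon^2$ such successes, hence about $d/(K\epsilon^2)$ rounds. In the second, both parties measure $m$ copies in a common random basis and count coincidences among the $m^2$ pairs of outcomes.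 A pair coincides with probability $(1+\operatorname{tr}\rho\sigma)/(d+1)$, so a change of $\epsilon$ in the overlap moves the expected count by about $m^2\epsilon/d$, against fluctuations of order $m/\sqrt d$. This gives $m\approx\sqrt d/\epsilon$. One would guess that the better of these two protocols is optimal, and Theorem~\ref{thm:two} says so.

The lower bounds come from testing $\rho=\sigma=I/d$ against $\rho=\sigma$ random with slightly larger purity. A protocol has two sources of information. \emph{Within a round}, the average of $\rho\otimes\rho$ over the random state differs from $I/d^2$ only by a combination of $I$ and $F$, and a measurement with $k$ qubits of communication has mean squared correlation at most $K/d$ with $F$ (Section~\ref{sec:round}); this produces the term $d/(K\epsilon^2)$. \emph{Across rounds}, the outcomes are correlated because the same random state is used throughout, and an adaptive protocol can exploit what it has learned; this produces the middle term, and the communication constraint plays no role in it.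 Section~\ref{sec:one} controls the correlations by a polynomial inequality and reaches $\sqrt{d/\epsilon}$. Section~\ref{sec:two} follows the posterior distribution of the state round by round and reaches $\sqrt d/\epsilon$. The protocols are analyzed first, in Section~\ref{sec:upper}.

\section{Tools}\label{sec:tools}

Outcome sets are finite; for general outcome spaces one replaces sums by integrals. Logarithms are natural, and $\|\cdot\|_1$ is the trace norm.

\subsection{Divergences}

For probability laws $P,Q$ on a finite set, $\mathrm{TV}(P,Q)=\max_A|P(A)-Q(A)|=\frac12\sum|P-Q|$. If $P>0$ everywhere and $L=Q/P$, then $\mathrm{TV}(P,Q)=\mathbb{E}_P(1-L)_+$. We also use $\mathrm{TV}(P,Q)\le\sqrt{1-(\sum\sqrt{PQ})^2}$. The relative entropy $\mathrm{KL}(\nu\|\mu)=\mathbb{E}_\nu\log\frac{d\nu}{d\mu}$ is additive over product laws, does not increase when the same (possibly random) map is applied to both laws (data processing), and satisfies Pinsker's inequality $\mathrm{TV}\le\sqrt{\mathrm{KL}/2}$ and the Donsker--Varadhan inequality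
\begin{equation}\label{eq:DV}
\mathbb{E}_\nu f\le \mathrm{KL}(\nu\|\mu)+\log \mathbb{E}_\mu e^{f}.
\end{equation}
The conditional mutual information $I(X;Y|W)$ is the average over $(Y,W)$ of the relative entropy of the law of $X$ given $(Y,W)$ with respect to the law of $X$ given $W$. It obeys the chain rule $I(X;Y,Y'|W)=I(X;Y|W)+I(X;Y'|Y,W)$, in either argument, and
\begin{equation}\label{eq:MIvar}
I(X;Y|W)\le \mathbb{E}\,\mathrm{KL}\big(P_{Y|X,W}\,\|\,Q_W\big)
\end{equation}
for every family of reference laws $Q_W$ that depends on $W$ only.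

\subsection{Haar vectors, Gaussian vectors and polynomials}

A Haar vector $\phi$ is uniform on the unit sphere of $\mathbb{C}^d$. If $\Pi_m$ is the projector onto the symmetric subspace of $(\mathbb{C}^d)^{\otimes m}$, then
\begin{equation}\label{eq:haar}
\mathbb{E}(\phi\phi^\dagger)^{\otimes m}=\binom{d+m-1}{m}^{-1}\Pi_m\ \le\ \frac{m!}{d^m}\,I,\qquad
\mathbb{E}\,\phi\phi^\dagger=\frac Id,\qquad \mathbb{E}(\phi\phi^\dagger)^{\otimes2}=\frac{I+F}{d(d+1)}.
\end{equation}
Let $\gamma$ be the standard complex Gaussian measure on $\mathbb{C}^d$, with density $\pi^{-d}e^{-\|g\|^2}$, so $\mathbb{E}|g_i|^2=1$. A vector $g\sim\gamma$ factors as $g=\sqrt\xi\,\phi$ with $\phi$ Haar and $\xi\sim\mathrm{Gamma}(d,1)$ independent, and $\mathbb{E}\,\xi^m=d^{(m)}:=d(d+1)\cdots(d+m-1)$. Two consequences are used repeatedly. First, if $G(cz)=c^{2m}G(z)$ for $c>0$, then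
\begin{equation}\label{eq:transfer}
\mathbb{E}_{\mathrm{Haar}}G=\mathbb{E}_\gamma G/d^{(m)},
\end{equation}
and likewise in each vector for functions of several independent vectors. Second, if $\phi$ has a law $\nu$ on the sphere and $\xi\sim\mathrm{Gamma}(d,1)$ is independent of it, then the law of $g=\sqrt\xi\,\phi$ has relative entropy $\mathrm{KL}(\nu\|\mathrm{Haar})$ with respect to $\gamma$, because $(\phi,\xi)\mapsto g$ is a bijection and $\xi$ has the same law on both sides. We call $g$ the \emph{Gaussian lift} of $\phi$.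

On holomorphic polynomials put $\langle p,q\rangle=\mathbb{E}_\gamma\,\bar p q$. Monomials are orthogonal with $\|z^\beta\|^2=\beta!$. Since $\langle z_jz^\beta,z^{\beta+e_j}\rangle=(\beta_j+1)\,\beta!=\langle z^\beta,\partial_jz^{\beta+e_j}\rangle$, we have
\begin{equation}\label{eq:adjoint}
\langle z_jp,q\rangle=\langle p,\partial_jq\rangle :
\end{equation}
the adjoint of multiplication by $z_j$ is $\partial_j$.

\section{Two one-way protocols: proof of Theorem~\ref{thm:three}}\label{sec:upper}

Let $T=\operatorname{tr}(\rho\sigma)\in[0,1]$. To keep the outcome sets finite, Alice draws her random unitaries from an exact unitary $4$-design, that is, a finite set over which every polynomial of degree at most $4$ in the entries of $U$ and at most $4$ in their conjugates has its Haar average. Such sets exist by \cite{SZ}. She announces $U$ to Bob. All averages over $U$ below are of this type, so we compute them with Haar measure.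

\subsection{Swap tests in random blocks}\label{sec:block}

Split $\mathbb{C}^d$ into $d/K$ coordinate blocks of dimension $K$, with projectors $P_j$. In each round both parties apply a fresh $U$. Alice measures $\{P_j\}$, announces $j$, and sends the post-measurement state, which lies in a space of dimension $K$ and so takes $k$ qubits. Bob measures $\{P_j\}$ on his copy. If the two blocks coincide he measures the swap on $\mathbb{C}^K\otimes\mathbb{C}^K$ and records $s=\pm1$; otherwise he records $s=0$. Then
\[
\mathbb{E}[s\,|\,U]=\operatorname{tr}\big[M_1\,U\rho U^\dagger\otimes U\sigma U^\dagger\big],\quad M_1=\sum_jF(P_j\otimes P_j),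
\]
and $\mathbb{E}[s^2|U]$ is the same expression with $M_2=\sum_jP_j\otimes P_j$.

The average of $(U\otimes U)^\dagger M(U\otimes U)$ commutes with all $U\otimes U$, so it equals $aI+bF$; comparing $\operatorname{tr}M=ad^2+bd$ and $\operatorname{tr}MF=ad+bd^2$ gives
\[
a=\frac{d\operatorname{tr}M-\operatorname{tr}MF}{d(d^2-1)},\qquad b=\frac{d\operatorname{tr}MF-\operatorname{tr}M}{d(d^2-1)}.
\]
We have $\operatorname{tr}M_1=\frac dK\cdot K=d$ and $\operatorname{tr}M_1F=\frac dK\cdot K^2=dK$, and for $M_2$ the two values are exchanged. Hence $\mathbb{E}s=a+bT$ with $a=\frac{d-K}{d^2-1}$ and $b=\frac{Kd-1}{d^2-1}\ge\frac K{2d}$ (as $Kd\ge2$), and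
\[
\mathbb{E}s^2=\frac{Kd-1+(d-K)T}{d^2-1}\le\frac{(K+1)(d-1)}{d^2-1}=\frac{K+1}{d+1}\le\frac{2K}d .
\]
If $\bar s$ is the mean over $N$ rounds, then $(\bar s-a)/b$ is unbiased for $T$ with variance at most $\frac{2K}{d}\cdot\frac{4d^2}{K^2}\cdot\frac1N=\frac{8d}{KN}$. For $N=\lceil24d/(K\epsilon^2)\rceil$ this is at most $\epsilon^2/3$, and Chebyshev's inequality bounds the failure probability by $1/3$.

\subsection{Collisions in a random basis}

This protocol uses no quantum communication. A batch consists of one unitary $U$ and $m$ rounds, in which both parties measure in the basis $u_i=U^\dagger|i\rangle$ and obtain $x_1,\dots,x_m$ and $y_1,\dots,y_m$. Put $C=m^{-2}\sum_{s,t}1[x_s=y_t]$, $p_i=\langle u_i|\rho|u_i\rangle$ and $q_i=\langle u_i|\sigma|u_i\rangle$. For a unit vector $u$ write $p_u,q_u$ for the same quantities and $G(u)=p_uq_u$. By \eqref{eq:haar}, $\mathbb{E}G=\frac{1+T}{d(d+1)}$, so $\mathbb{E}C=\mathbb{E}\sum_ip_iq_i=\frac{1+T}{d+1}$ and $(d+1)C-1$ is unbiased for $T$. We bound the two parts of $\mathrm{Var}\,C=\mathbb{E}\,\mathrm{Var}(C|U)+\mathrm{Var}\big(\sum_ip_iq_i\big)$,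 using $(d+1)^2\le\frac94d^2$ and $2(d+1)\le 3d$ for $d\ge2$.

\emph{Sampling noise.} Given $U$, the indicators for $(s,t)$ and $(s',t')$ are independent if $s\ne s'$ and $t\ne t'$. The $m^2$ diagonal terms have variance at most $\sum p_iq_i$; the fewer than $m^3$ terms with $s=s'$, $t\neq t'$ have covariance at most $\sum p_iq_i^2$; those with $t=t'$, $s\ne s'$ at most $\sum p_i^2q_i$. So $\mathrm{Var}(C|U)\le m^{-2}\sum p_iq_i+m^{-1}\sum(p_iq_i^2+p_i^2q_i)$. By \eqref{eq:haar}, $\mathbb{E}\,p_iq_i^2\le 6/d^3$, and the same holds for $p_i^2q_i$. Therefore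
\[
(d+1)^2\,\mathbb{E}\,\mathrm{Var}(C|U)\le\frac{2(d+1)}{m^2}+\frac{(d+1)^2}{m}\cdot\frac{12}{d^2}\le\frac{3d}{m^2}+\frac{27}m .
\]

\emph{Fluctuation of the basis.} Here the mean of $(d+1)\sum_iG(u_i)$ is of order one and we need its variance to be $O(1/d)$, so the leading terms have to cancel. Given $u_1=u$, the vector $u_2=v$ is Haar in $u^\perp$. With $P=I-uu^\dagger$, formula \eqref{eq:haar} in dimension $d-1$ gives
\[
\mathbb{E}[G(v)|u]=\frac{\operatorname{tr}(P\rho)\operatorname{tr}(P\sigma)+\operatorname{tr}(P\rho P\sigma)}{d(d-1)}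
=\frac{(1-p_u)(1-q_u)+T-\langle u|\rho\sigma+\sigma\rho|u\rangle+p_uq_u}{d(d-1)} .
\]
From $(\rho+\sigma)^2\ge0$ we get $-(\rho\sigma+\sigma\rho)\le\rho^2+\sigma^2\le\rho+\sigma$, so the numerator is at most $1+T+2G(u)$. With $\mathbb{E}G^2\le24/d^4$ from \eqref{eq:haar},
\begin{align*}
\mathrm{Var}\Big(\sum_iG(u_i)\Big)&\le d\,\mathbb{E}G^2+(1+T)\,\mathbb{E}G+2\,\mathbb{E}G^2-(d\,\mathbb{E}G)^2\\
&=(d+2)\,\mathbb{E}G^2+\frac{(1+T)^2}{d(d+1)^2}\le\frac{24}{d^3}+\frac{48}{d^4}+\frac4{d^3}\le\frac{52}{d^3},
\end{align*}
and $(d+1)^2\cdot52/d^3\le117/d$.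

The average of the estimator over $b$ independent batches has variance at most $\frac1b\big(\frac{117}d+\frac{3d}{m^2}+\frac{27}m\big)$. If $\epsilon\ge d^{-1/2}$, take $m=\lceil\sqrt d/\epsilon\rceil$ and $b=441$: the three terms are at most $117\epsilon^2$, $3\epsilon^2$, $27\epsilon^2$, the variance is at most $147\epsilon^2/441=\epsilon^2/3$, and $N=O(\sqrt d/\epsilon)$. If $\epsilon<d^{-1/2}$, take $m=d$ and $b=\lceil441/(d\epsilon^2)\rceil$: the bracket is $147/d$, the variance is again at most $\epsilon^2/3$, and $N\le441/\epsilon^2+d\le442/\epsilon^2$. So this protocol uses $O(\max\{1/\epsilon^2,\sqrt d/\epsilon\})$ pairs. The better of the two protocols uses $O(\min\{\max\{1/\epsilon^2,\sqrt d/\epsilon\},d/(K\epsilon^2)\})$ pairs, and this is the median because $d/(K\epsilon^2)\ge1/\epsilon^2$. Theorem~\ref{thm:three} is proved.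

\section{One round with $k$ qubits of communication}\label{sec:round}

An interactive round can be complicated, but since nothing quantum survives it, its only effect is a classical record, and this record is the outcome of some POVM on $\rho\otimes\sigma$. We need a property of these POVMs that is insensitive to the order and direction of the messages. Let $\Gamma$ denote the partial transpose on Bob's side, $(X\otimes Y)^\Gamma=X\otimes Y^{\mathsf T}$. It satisfies $\operatorname{tr}(XY)=\operatorname{tr}(X^\Gamma Y^\Gamma)$, and it is the natural tool here because it turns the swap into a rank-one operator: $F^\Gamma=|\Upsilon\rangle\langle\Upsilon|$ with $\Upsilon=\sum_i|ii\rangle$, $\|\Upsilon\|^2=d$.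

\begin{definition}\label{def:adm}
A POVM $\{E_o\}$ on $\mathbb{C}^d\otimes\mathbb{C}^d$ is \emph{$K$-admissible} if there are operators $Q_o\ge0$ with $-Q_o\le E_o^\Gamma\le Q_o$ and $\sum_oQ_o\le K\,I$. A \emph{$K$-admissible protocol} applies in each round a $K$-admissible POVM to $\rho\otimes\sigma$, chosen as a function of the outcomes of the earlier rounds, and computes its estimate from the sequence of all outcomes, the \emph{transcript}.
\end{definition}

If all $E_o^\Gamma$ are positive, as for separable measurements, then $Q_o=E_o^\Gamma$ works with $K=1$. In general $K$ measures the total negativity of the partial transposes.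

\begin{lemma}\label{lem:reduction}
Every protocol in the generalized model, and every protocol that uses $k$ fresh ebits and LOCC in each round, is a $K$-admissible protocol.
\end{lemma}

\begin{proof}
Let the record $o$ of a round consist of all classical data generated in it by either party, including random choices. No quantum state persists, so what is done in a round depends only on earlier records, and so does the final estimate.

Teleportation replaces the transmission of one qubit, in either direction, by the use of one ebit and LOCC, and it reproduces the transmission exactly, also for a qubit entangled with other registers. So a round with at most $k$ exchanged qubits is simulated by LOCC acting on $\rho\otimes\sigma$ and on $k$ ebits, that is, a maximally entangled state $\Lambda$ of registers $A'B'$ of dimension $K$ each. Along every branch of an LOCC procedure on $AA':BB'$ the Kraus operators are products (local ancillas are absorbed into them), so the POVM element $M_o$ of the record $o$ is a sum of tensor products of positive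 operators. Hence $M_o^\Gamma\ge0$, with the transpose taken on $BB'$, and $\sum_oM_o^\Gamma=I$.

The effective POVM on $AB$ is $E_o=\operatorname{tr}_{A'B'}[M_o(I\otimes\Lambda)]$. Let $F'$ be the swap of $A'$ and $B'$; then $\Lambda^\Gamma=F'/K$. Checking on product operators $M_o$ and extending by linearity, $E_o^\Gamma=\frac1K\operatorname{tr}_{A'B'}[M_o^\Gamma(I\otimes F')]$. Put $Q_o=\frac1K\operatorname{tr}_{A'B'}M_o^\Gamma\ge0$. With $S_\pm=(I\pm F')^{1/2}$, which exists because $I\pm F'\ge0$,
\[
Q_o\pm E_o^\Gamma=\tfrac1K\operatorname{tr}_{A'B'}\big[(I\otimes S_\pm)M_o^\Gamma(I\otimes S_\pm)\big]\ge0,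
\]
and $\sum_oQ_o=\frac1K\operatorname{tr}_{A'B'}I=KI$.
\end{proof}

From now on we prove lower bounds for $K$-admissible protocols. Outcomes with $E_o=0$ are dropped. For a POVM $\{E_o\}$ put
\[
p_0(o)=\frac{\operatorname{tr}E_o}{d^2},\qquad f_o=\frac{\operatorname{tr}(E_oF)}{\operatorname{tr}E_o}\in[-1,1].
\]
Thus $p_0$ is the outcome law on $I/d\otimes I/d$, and $f_o$ measures how much the outcome $o$ says about the swap. The next lemma is the only way in which admissibility is used.

\begin{lemma}\label{lem:swap}
For every POVM, $\sum_op_0(o)f_o=1/d$. For a $K$-admissible POVM, $\sum_op_0(o)f_o^2\le\sum_op_0(o)|f_o|\le K/d$.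
\end{lemma}

\begin{proof}
The first sum is $\operatorname{tr}F/d^2=1/d$. For the second,
$\sum_o|\operatorname{tr}E_oF|=\sum_o|\langle\Upsilon|E_o^\Gamma|\Upsilon\rangle|\le\sum_o\langle\Upsilon|Q_o|\Upsilon\rangle\le Kd$.
\end{proof}

\begin{example}
The bound is attained by the block protocol of Section~\ref{sec:block}. Its elements $P_i\otimes P_j$ with $i\ne j$ have $f=0$, since $\operatorname{tr}(P_iP_j)=0$. The elements $(P_j\otimes P_j)(I\pm F)/2$ have $f=\pm1$, and their total weight under $p_0$ is $\frac dK\cdot\frac{K^2}{d^2}=\frac Kd$. The full swap test $\{(I\pm F)/2\}$ has $\sum p_0f^2=1$, so it is not $K$-admissible for any $K<d$.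
\end{example}

\begin{remark}
The rules of the model cannot be dropped. With $n$ pre-shared ebits per round, Alice teleports her copy and $O(1/\epsilon^2)$ rounds suffice. With quantum memory and $k\ge1$, she sends one copy in $\lceil n/k\rceil$ installments and $O(\lceil n/k\rceil/\epsilon^2)$ rounds suffice.
\end{remark}

\subsection*{From estimation to testing, and the bound $1/\epsilon^2$}

Let $H_0,H_1$ be two priors on pairs $(\rho,\sigma)$, with overlap at most $T_0$ under $H_0$ and greater than $T_0+2\epsilon$ under $H_1$, and let $P_0,P_1$ be the laws of the transcript of a valid protocol. The event $\{\hat e>T_0+\epsilon\}$ has probability at most $1/3$ under $P_0$ and at least $2/3$ under $P_1$, so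
\begin{equation}\label{eq:test}
\mathrm{TV}(P_0,P_1)\ge\tfrac13 .
\end{equation}

\begin{lemma}\label{lem:coin}
For $\epsilon\le1/20$, every protocol has $N\ge1/(180\,\epsilon^2)$.
\end{lemma}

\begin{proof}
Take $\rho=|0\rangle\langle0|$ and $\sigma_\pm=(\frac12\pm a)|0\rangle\langle0|+(\frac12\mp a)|1\rangle\langle1|$ with $a=2\epsilon\le\frac1{10}$. The overlaps differ by $4\epsilon$. The copies of $\sigma_\pm$ can be prepared from independent biased bits, so even for a joint measurement of all copies the transcript is a random function of $N$ such bits. The relative entropy of the two bit laws is $2a\log\frac{1+2a}{1-2a}\le2a\cdot\frac{4a}{1-2a}\le10a^2$. By data processing, Pinsker's inequality and \eqref{eq:test}, $\frac13\le\sqrt{5Na^2}$, that is, $N\ge1/(45a^2)$.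
\end{proof}

\section{One hidden vector: proof of Theorem~\ref{thm:one}}\label{sec:one}

Let $s=\sqrt{5\epsilon}\le\frac12$. Under $H_0$, $\rho=\sigma=I/d$. Under $H_1$, $\rho=\sigma=\rho_\phi=(1-s)I/d+s\,\phi\phi^\dagger$ with $\phi$ Haar, drawn once for all rounds. The overlaps are $1/d$ and $s^2+(1-s^2)/d$; they differ by $s^2(1-1/d)\ge2.5\,\epsilon$, so \eqref{eq:test} holds.

Fix a transcript and let $E_t$ be the POVM element of the outcome of round $t$; it is determined by the transcript, however adaptive the protocol. The likelihood ratio is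
\[
L=\frac{P_1}{P_0}=\mathbb{E}_\phi\prod_{t=1}^Ng_t(\phi),\qquad g_t(\phi)=\frac{d^2}{\operatorname{tr}E_t}\operatorname{tr}(E_t\,\rho_\phi\otimes\rho_\phi).
\]
Expanding $\rho_\phi\otimes\rho_\phi$ gives $g_t=\sum_\alpha G_{t,\alpha}$, where the label $\alpha\in\{00,10,01,11\}$ records for each register whether the part $I/d$ or the part $\phi\phi^\dagger$ is used; let $|\alpha|$ be the number of ones. By \eqref{eq:haar}, with $f_t=\operatorname{tr}(E_tF)/\operatorname{tr}E_t$,
\[
\mathbb{E}_\phi G_{t,00}=(1-s)^2,\quad \mathbb{E}_\phi G_{t,10}=\mathbb{E}_\phi G_{t,01}=s(1-s),\quad \mathbb{E}_\phi G_{t,11}=s^2\frac{d}{d+1}(1+f_t),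
\]
and the sum is
\[
\mathbb{E}_\phi g_t=1+v_t,\qquad v_t=s^2\,\frac{df_t-1}{d+1},\qquad |v_t|\le s^2\le\tfrac14 .
\]
So a single round sees $H_1$ only through $f_t$. If $\phi$ were redrawn in every round, the likelihood ratio would be $Z=\prod_t(1+v_t)$, which Lemma~\ref{lem:swap} controls. The difficulty is that $L$ is the mean of a product and not the product of the means. Since $\mathrm{TV}=\mathbb{E}_{P_0}(1-L)_+$, a \emph{lower} bound on $L$ is enough, and this asks for a positive correlation between the factors.

The smallest case shows what to expect. For unit vectors $a,b$, formula \eqref{eq:haar} gives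
\[
\mathbb{E}\,|\langle a|\phi\rangle|^2|\langle b|\phi\rangle|^2=\frac{1+|\langle a|b\rangle|^2}{d(d+1)}\ \ge\ \frac d{d+1}\;\mathbb{E}|\langle a|\phi\rangle|^2\;\mathbb{E}|\langle b|\phi\rangle|^2 .
\]
For a Gaussian vector the factor $d/(d+1)$ is absent, so the only negative correlation comes from the constraint $\|\phi\|=1$. The Gaussian statement holds in all degrees.

\begin{lemma}[Bombieri's inequality \cite{BBEM}]\label{lem:bombieri}
For polynomials $p,q$ on $\mathbb{C}^d$ with $p$ homogeneous, $\mathbb{E}_\gamma|pq|^2\ge \mathbb{E}_\gamma|p|^2\;\mathbb{E}_\gamma|q|^2$.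
\end{lemma}

\begin{proof}
For $p=\sum p_\beta z^\beta$ let $p^*(\partial)=\sum\bar p_\beta\partial^\beta$; by \eqref{eq:adjoint} it is the adjoint of multiplication by $p$. The Leibniz rule $\partial^\eta(uw)=\sum_\beta\binom\eta\beta\partial^\beta u\,\partial^{\eta-\beta}w$ and $\partial^\beta z^\eta=\beta!\binom\eta\beta z^{\eta-\beta}$ give $p^*(\partial)(pq)=\sum_\beta\frac1{\beta!}(\partial^\beta p)\cdot(\partial^\beta p)^*(\partial)q$. Therefore
\[
\|pq\|^2=\langle q,p^*(\partial)(pq)\rangle=\sum_\beta\frac1{\beta!}\big\|(\partial^\beta p)^*(\partial)q\big\|^2 .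
\]
For $|\beta|=\deg p$ the polynomial $\partial^\beta p$ is the constant $\beta!\,p_\beta$. These terms alone contribute $\sum_\beta\beta!|p_\beta|^2\|q\|^2$, which is $\|p\|^2\|q\|^2$ because $p$ is homogeneous.
\end{proof}

Write $E_t=\sum\psi\psi^\dagger$ and $I=\sum_i|i\rangle\langle i|$. Then $G_{t,\alpha}$ is a positive multiple of a finite sum of terms $|\langle\psi|x\otimes y\rangle|^2$, where $x,y$ are basis vectors or $\phi$; each term is the squared modulus of a homogeneous holomorphic polynomial of degree $|\alpha|$ in $\phi$. Fix labels $\alpha_1,\dots,\alpha_N$ and let $m=\sum_t|\alpha_t|$. We apply \eqref{eq:transfer}, then Lemma~\ref{lem:bombieri} repeatedly to each term, then \eqref{eq:transfer} again; with $d^{(j)}\ge d^j$ and $d^{(m)}=d^m\prod_{j<m}(1+j/d)\le d^me^{m^2/2d}$ we obtain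
\begin{equation}\label{eq:bomb-sphere}
\mathbb{E}_\phi\prod_tG_{t,\alpha_t}\ \ge\ \frac{\prod_td^{(|\alpha_t|)}}{d^{(m)}}\prod_t\mathbb{E}_\phi G_{t,\alpha_t}\ \ge\ e^{-m^2/2d}\prod_t\mathbb{E}_\phi G_{t,\alpha_t}.
\end{equation}
The degree $m$ can be $2N$, but the labels that matter have $m$ of order $sN$. To use this, let $\mathbb{Q}$ be the law (depending on the transcript) under which the $\alpha_t$ are independent with probabilities $\mathbb{E}_\phi G_{t,\alpha}/(1+v_t)$. Summing \eqref{eq:bomb-sphere} over all labels and using Jensen's inequality,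
\[
L\ \ge\ Z\;\mathbb{E}_{\mathbb{Q}}\,e^{-m^2/2d}\ \ge\ Z\,e^{-\mathbb{E}_{\mathbb{Q}}m^2/2d}.
\]
As $1+v_t\ge\frac34$ and $\mathbb{E}_\phi G_{t,11}\le2s^2$, we have $\mathbb{E}_{\mathbb{Q}}|\alpha_t|\le\frac43(2s(1-s)+4s^2)=\frac83s(1+s)\le4s$, and $\mathbb{E}_{\mathbb{Q}}|\alpha_t|^2\le2\,\mathbb{E}_{\mathbb{Q}}|\alpha_t|\le8s$. By independence $\mathbb{E}_{\mathbb{Q}}m^2\le16s^2N^2+8sN$. Hence $L\ge e^{-\kappa}Z$ for every transcript, with $\kappa=(8s^2N^2+4sN)/d$.

Under $P_0$ the outcome of round $t$ has conditional law $p_0$, so by Lemma~\ref{lem:swap}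
\[
\mathbb{E}[v_t|\mathrm{past}]=0,\qquad \mathbb{E}[v_t^2|\mathrm{past}]=\frac{s^4d^2}{(d+1)^2}\mathrm{Var}(f_t|\mathrm{past})\le\frac{s^4K}d .
\]
Conditioning successively on the past, $\mathbb{E}_{P_0}Z=1$ and $\mathbb{E}_{P_0}Z^2=\mathbb{E}_{P_0}\prod_t(1+2v_t+v_t^2)\le e^{Ns^4K/d}$. Since $1-e^{-\kappa}Z=(1-e^{-\kappa})+e^{-\kappa}(1-Z)$,
\[
\mathrm{TV}(P_0,P_1)\le \mathbb{E}_{P_0}(1-e^{-\kappa}Z)_+\le\kappa+\mathbb{E}_{P_0}|1-Z|\le\kappa+\sqrt{e^{Ns^4K/d}-1}.
\]
Suppose $N\le\frac{\sqrt d}{20s}$ and $N\le\frac d{50Ks^4}=\frac d{1250K\epsilon^2}$. Then $\kappa\le0.02+0.2/\sqrt d<0.162$ because $d\ge2$, and $\sqrt{e^{0.02}-1}<0.143$. So $\mathrm{TV}<1/3$, which contradicts \eqref{eq:test}. Together with Lemma~\ref{lem:coin} this proves Theorem~\ref{thm:one}.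

\section{Many hidden vectors: proof of Theorem~\ref{thm:two}}\label{sec:two}

If $\epsilon<d^{-1/2}$, the median is $1/\epsilon^2$ and Lemma~\ref{lem:coin} suffices. So let $d^{-1/2}\le\epsilon\le\frac1{34}$ and $r=\lfloor\frac1{17\epsilon}\rfloor$. Since $\frac1{17\epsilon}\ge2$,
\[
\frac1{34\epsilon}\le r\le\frac1{17\epsilon},\qquad 1\le r\le\sqrt d .
\]
Under $H_0$, $\rho=\sigma=I/d$. Under $H_1$,
\[
\rho=\sigma=\rho_\Phi=\frac12\,\frac Id+\frac12\,\rho',\qquad \rho'=\frac1r\sum_{a=1}^r\phi_a\phi_a^\dagger,
\]
where $\Phi=(\phi_1,\dots,\phi_r)$ are independent Haar vectors. The diagonal terms give $\operatorname{tr}\rho'^2=r^{-2}\sum_{a,b}|\langle\phi_a|\phi_b\rangle|^2\ge1/r$, and $1/d\le\epsilon^2\le\epsilon/34$, so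
\[
\operatorname{tr}\rho_\Phi^2-\frac1d=\frac14\Big(\operatorname{tr}\rho'^2-\frac1d\Big)\ge\frac14\Big(17\epsilon-\frac\epsilon{34}\Big)>4\epsilon
\]
and \eqref{eq:test} holds. We show that it fails if $N\le c\min\{\sqrt d\,r,\ r^2d/K\}$ for a small absolute constant $c\le1$. In that range every $t\le N$ satisfies $t\le\sqrt d\,r\le d$.

\subsection{Plan of the proof}

Changing the instance does not rescue the argument of Section~\ref{sec:one}. If $\phi_a$ occurs with degree $m_a$, the analogue of \eqref{eq:bomb-sphere} loses the factor $\exp(-\sum_am_a^2/2d)$; the degrees add up to about $N$, so $\sum_am_a^2$ is at least about $N^2/r$, and the loss is of order one when $N\approx\sqrt{rd}\approx\sqrt{d/\epsilon}$, as before. The waste lies in discarding all positive correlations. We compare the hypotheses round by round instead.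

Let $Y_t$ be the transcript of the first $t$ rounds and $\mathbb{E}_{\mathrm{post}}$ the expectation over the posterior law of $\Phi$ given $Y_t$ under $H_1$. Given $Y_t$, round $t+1$ measures the state $I/d^2$ under $H_0$ and the state
\[
\Sigma=\mathbb{E}_{\mathrm{post}}\,\rho_\Phi\otimes\rho_\Phi
\]
under $H_1$. We show that $d^2\Sigma-I$ splits into three parts (Lemma~\ref{lem:structure}): a one-register part built from $\bar X=d\,\mathbb{E}_{\mathrm{post}}\rho'-I$, the swap part $F/4r$, and a remainder that is small in trace norm. The swap part is bounded by admissibility. The one-register part is what the protocol has learned about $\Phi$; it is bounded by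
\[
D_t=\mathrm{KL}(\text{posterior of }\Phi\text{ given }Y_t\,\|\,\mathrm{Haar}^{\otimes r}),\qquad \mathbb{E}_{P_1}D_t=I(\Phi;Y_t)
\]
(Lemma~\ref{lem:X}), and this information grows at rate $O(1/r)$ per round for any measurements whatsoever (Proposition~\ref{prop:info}).

\subsection{Adding up Hellinger distances}

The distance used in each round must suit all three parts. The swap part must be measured quadratically: it costs $K/(r^2d)$ per round in mean square but $K/(rd)$ in absolute mean. The remainder is controlled only in absolute mean. The squared Hellinger distance serves both, because its integrand is at most $\min\{z^2,|z|\}$. We need the sum of these distances in expectation under $P_1$, where $D_t$ has a meaning as mutual information.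

\begin{lemma}\label{lem:hellinger}
Let $p_t,q_t$ be the conditional laws of the outcome of round $t$ given the past under $P_0,P_1$, let $h_t=1-\sum_o\sqrt{p_t(o)q_t(o)}$, and let $0<\eta<\frac12$. Then
$\mathrm{TV}(P_0,P_1)\le\frac1\eta\,\mathbb{E}_{P_1}\sum_{t\le N}h_t+\sqrt{2\eta}$.
\end{lemma}

\begin{proof}
The sum $H_t=\sum_{j\le t}h_j$ is nondecreasing in $t$ and depends only on the first $t-1$ outcomes. Let $P_1'$ be the law with conditionals $q_t'=q_t$ if $H_t\le\eta$ and $q_t'=p_t$ otherwise. The laws $P_1$ and $P_1'$ give the same mass to every transcript with $H_N\le\eta$, so $\mathrm{TV}(P_1,P_1')\le P_1(H_N>\eta)\le\frac1\eta \mathbb{E}_{P_1}H_N$. The numbers $h_t'=1-\sum_o\sqrt{p_tq_t'}$ equal $h_t1[H_t\le\eta]$, so $\sum_th_t'\le\eta$ on every transcript. Summing over the last outcome, then the one before, and so on, gives $\sum_y\prod_t\frac{\sqrt{p_tq'_t}}{1-h'_t}=1$. As $\prod_t(1-h_t')\ge1-\eta$, we get $\sum_y\sqrt{P_0P_1'}\ge1-\eta$ and $\mathrm{TV}(P_0,P_1')\le\sqrt{1-(1-\eta)^2}\le\sqrt{2\eta}$.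
\end{proof}

\subsection{The posterior mean of $\rho\otimes\rho$}

Two small cases indicate the structure. At $t=0$ we have $\bar X=0$ and, by \eqref{eq:haar},
\[
d^2\,\mathbb{E}\,\rho'\otimes\rho'=\Big(1-\frac1r\Big)I+\frac1r\,\frac{d(I+F)}{d+1}=I+\frac1rF-\frac{I+F}{r(d+1)} ;
\]
the last term has trace norm $d/r$, small compared with $\|I\|_1=d^2$. Next, reweight one Haar vector by $|\langle u|\phi\rangle|^2$ for a unit vector $u$, as after one rank-one outcome. Then $\mathbb{E}\,\phi\phi^\dagger=(I+uu^\dagger)/(d+1)$: a likelihood of degree one adds a positive operator of trace one. In general a likelihood of degree $m$ adds a positive operator of trace $m$, and the likelihood of $Y_t$ has degree at most $2t$.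

\begin{lemma}\label{lem:structure}
For every transcript $Y_t$,
\[
d^2\Sigma-I=\frac12\big(\bar X\otimes I+I\otimes\bar X\big)+\frac1{4r}F+B,\qquad
\frac{\|B\|_1}{d^2}\le\frac{4t^2}{r^2d^2}+\frac{3t}{r^2d}+\frac1{2rd}.
\]
Moreover $I+\bar X$ is positive definite.
\end{lemma}

\begin{proof}
\emph{The posterior as a mixture.} The likelihood of $Y_t$ is $\prod_{j\le t}\operatorname{tr}(E_j\,\rho_\Phi\otimes\rho_\Phi)$. Expand each $E_j$ into rank-one terms, each $\rho_\Phi$ into the terms $I/2d$ and $\phi_a\phi_a^\dagger/2r$, and $I$ into a basis. The likelihood becomes $\sum_\alpha|q_\alpha(\Phi)|^2$, where $q_\alpha$ is a holomorphic polynomial, homogeneous of some degree $m_a$ in each $\phi_a$, with $\sum_am_a\le2t$. So the posterior is a mixture of the laws with density proportional to $|q_\alpha|^2$. All terms of the identity are linear in the law and the norm is convex, so it suffices to treat one such law. Fix a nonzero $q=q_\alpha$ and let $\mathbb{E}$ be the corresponding expectation.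

\emph{Moments.} Use the inner product of Section~\ref{sec:tools} in the variables $g_{a,i}$, and define
\[
(R_a)_{ij}=\frac{\langle\partial_{a,i}q,\partial_{a,j}q\rangle}{\|q\|^2},\qquad
(W_{ab})_{ii',jj'}=\frac{\langle\partial_{a,i}\partial_{b,i'}q,\partial_{a,j}\partial_{b,j'}q\rangle}{\|q\|^2}.
\]
These are Gram matrices, hence positive semidefinite. By \eqref{eq:adjoint} and Euler's identity $\sum_ig_{a,i}\partial_{a,i}q=m_aq$, their traces are $\operatorname{tr}R_a=m_a$, $\operatorname{tr}W_{ab}=m_am_b$ for $a\ne b$, and $\operatorname{tr}W_{aa}=m_a(m_a-1)$. Dropping the index $a$, we have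
\[
\mathbb{E}_\gamma[g_i\bar g_j|q|^2]=\langle q,\partial_j(g_iq)\rangle=\delta_{ij}\|q\|^2+\langle\partial_iq,\partial_jq\rangle ,
\]
and $\mathbb{E}_\gamma[g_ig_{i'}\bar g_j\bar g_{j'}|q|^2]=\langle q,\partial_j\partial_{j'}(g_ig_{i'}q)\rangle$ with
\[
\partial_j\partial_{j'}g_ig_{i'}=\delta_{ij}\delta_{i'j'}+\delta_{ij'}\delta_{i'j}+\delta_{i'j'}g_i\partial_j+\delta_{ij}g_{i'}\partial_{j'}+\delta_{i'j}g_i\partial_{j'}+\delta_{ij'}g_{i'}\partial_j+g_ig_{i'}\partial_j\partial_{j'} .
\]
The seven terms are the entries of $I$, $F$, $R\otimes I$, $I\otimes R$, $(R\otimes I)F$, $(I\otimes R)F$ and $W_{aa}$. For two different vectors $a\ne b$ the terms with $F$ are absent, since $\partial_{a,j}$ commutes with $g_{b,i'}$. Passing to the spheres by \eqref{eq:transfer}, with $d^{(m+1)}/d^{(m)}=d+m$, we obtain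
\begin{align*}
\mathbb{E}\,\phi_a\phi_a^\dagger&=\frac{I+R_a}{d+m_a},\qquad
\mathbb{E}\,\phi_a\phi_a^\dagger\otimes\phi_b\phi_b^\dagger=\frac{I+R_a\otimes I+I\otimes R_b+W_{ab}}{(d+m_a)(d+m_b)}\quad(a\ne b),\\
\mathbb{E}(\phi_a\phi_a^\dagger)^{\otimes2}&=\frac{I+F+R_a\otimes I+I\otimes R_a+(R_a\otimes I)F+(I\otimes R_a)F+W_{aa}}{(d+m_a)(d+m_a+1)} .
\end{align*}
The first formula shows that $I+\bar X$ is positive definite.

\emph{Off-diagonal terms.} Let $\theta_a=\frac d{d+m_a}$ and $X_a=d\,\mathbb{E}\phi_a\phi_a^\dagger-I=\theta_a(I+R_a)-I$, so that $\frac1r\sum_aX_a$ is the contribution of this law to $\bar X$. For $a\ne b$ let $C_{ab}=d^2\,\mathbb{E}[\phi_a\phi_a^\dagger\otimes\phi_b\phi_b^\dagger]-I-X_a\otimes I-I\otimes X_b$. Collecting terms,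
\[
C_{ab}=(1-\theta_a)(1-\theta_b)I-\theta_a(1-\theta_b)R_a\otimes I-\theta_b(1-\theta_a)I\otimes R_b+\theta_a\theta_bW_{ab}.
\]
Since $1-\theta_a\le m_a/d$, $\|I\|_1=d^2$ and $\|R_a\otimes I\|_1=m_ad$, each of the four terms has trace norm at most $m_am_b$, so $\|C_{ab}\|_1\le4m_am_b$.

\emph{Diagonal terms.} Write $m=m_a$, $R=R_a$, $\theta=\theta_a$, $\theta'=\frac d{d+m+1}$, and let $C_{aa}=d^2\,\mathbb{E}(\phi_a\phi_a^\dagger)^{\otimes2}-I-X_a\otimes I-I\otimes X_a-F$. Then
\[
C_{aa}=(\theta\theta'-2\theta+1)I-(1-\theta\theta')F-\theta(1-\theta')(R\otimes I+I\otimes R)+\theta\theta'\big[(R\otimes I)F+(I\otimes R)F+W_{aa}\big].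
\]
Here $\theta\theta'-2\theta+1=(1-\theta)^2-\theta(\theta-\theta')$ has modulus at most $\frac{m^2}{d^2}+\frac1d$; also $1-\theta'\le\frac{m+1}d$ and $1-\theta\theta'\le(1-\theta)+(1-\theta')\le\frac{2m+1}d$. As $F$ is unitary, $\|F\|_1=d^2$ and $\|(R\otimes I)F\|_1=md$. Hence
\[
\|C_{aa}\|_1\le(m^2+d)+(2m+1)d+2m(m+1)+2md+m^2\le4m^2+6md+2d .
\]

\emph{Assembly.} Averaging over $a,b$ and over the mixture, $d^2\,\mathbb{E}_{\mathrm{post}}\rho'\otimes\rho'=I+\bar X\otimes I+I\otimes\bar X+\frac1rF+B'$, where $\|B'\|_1\le r^{-2}[4(2t)^2+6d\cdot2t+2dr]$. Finally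
\[
d^2\Sigma=\tfrac14\big[I+(I+\bar X)\otimes I+I\otimes(I+\bar X)+d^2\,\mathbb{E}_{\mathrm{post}}\rho'\otimes\rho'\big],
\]
which is the claim with $B=B'/4$.
\end{proof}

\begin{remark}
This is where many vectors are needed. The swap parts of the $r$ diagonal terms add up to $F/r$, of order $\epsilon$, whereas the errors $6m_ad$ add up to at most $12td$ with weight $1/r^2$, of order $\epsilon^2$. With one vector of weight $s$, both carry the weight $s^2$, of order $\epsilon$; the same estimate then gives an error of order $\epsilon t/d$ per round and stops at $N\approx\sqrt{d/\epsilon}$.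
\end{remark}

The posterior cannot have a first moment far from $I/d$ without being far from the prior. The right measure of distance is the one that is exact for Gaussians: $\omega(x)=x-\log(1+x)$, which is convex on $(-1,\infty)$.

\begin{lemma}\label{lem:X}
If $x_1,\dots,x_d>-1$ are the eigenvalues of $\bar X$, then $r\sum_i\omega(x_i)\le D_t$.
\end{lemma}

\begin{proof}
Let $g_a$ be independent Gaussian lifts of the $\phi_a$; under the posterior, the law of $(g_a)$ has relative entropy $D_t$ with respect to $\gamma^{\otimes r}$. Let $e_i$ be orthonormal eigenvectors of $\bar X$ and $\lambda_i=\frac{x_i}{1+x_i}<1$. Apply \eqref{eq:DV} to $f=\sum_i\lambda_i\sum_a|\langle e_i|g_a\rangle|^2$. Under $\gamma^{\otimes r}$ the variables $|\langle e_i|g_a\rangle|^2$ are independent $\mathrm{Exp}(1)$, so $\log \mathbb{E}e^f=-r\sum_i\log(1-\lambda_i)=r\sum_i\log(1+x_i)$. Under the posterior, $\sum_a\mathbb{E}|\langle e_i|g_a\rangle|^2=dr\langle e_i|\mathbb{E}_{\mathrm{post}}\rho'|e_i\rangle=r(1+x_i)$, so $\mathbb{E}f=r\sum_ix_i$.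
\end{proof}

\begin{lemma}\label{lem:round}
For a $K$-admissible protocol, $t\le d$ and every transcript $Y_t$,
\[
h_{t+1}\le8\Big[\frac{8D_t}{dr}+\frac K{16r^2d}+\frac{7t}{r^2d}+\frac1{2rd}\Big].
\]
\end{lemma}

\begin{proof}
Let $\{E_o\}$ be the POVM of round $t+1$. The two conditional laws are $p_0(o)$ and $p_0(o)(1+z_o)$, where by Lemma~\ref{lem:structure}
\[
z_o=\frac{\operatorname{tr}E_o(d^2\Sigma-I)}{\operatorname{tr}E_o}=\frac12z^A_o+\frac12z^B_o+\frac{f_o}{4r}+b_o,\qquad
z_o^A=\frac{\operatorname{tr}E_o(\bar X\otimes I)}{\operatorname{tr}E_o},\quad b_o=\frac{\operatorname{tr}E_oB}{\operatorname{tr}E_o},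
\]
and $z^B_o$ is defined like $z^A_o$ with the registers exchanged. Let $\mu(z)=\min\{z^2,|z|\}$. From $|\sqrt{1+z}-1|\,(\sqrt{1+z}+1)=|z|$ we get $(\sqrt{1+z}-1)^2\le\mu(z)$, so $h_{t+1}=\frac12\sum_op_0(\sqrt{1+z_o}-1)^2\le\frac12\sum_op_0\mu(z_o)$. The function $\mu$ increases with $|z|$ and $\mu(4z)\le16\mu(z)$, so for a sum of four numbers $\mu(\sum_jz_j)\le\mu(4\max_j|z_j|)\le16\sum_j\mu(z_j)$. It remains to bound four sums.

\emph{Remainder.} $B$ is Hermitian, so $\sum_op_0|b_o|=d^{-2}\sum_o|\operatorname{tr}E_oB|\le d^{-2}\|B\|_1\le\frac{7t}{r^2d}+\frac1{2rd}$, using $t\le d$.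

\emph{Swap.} $\sum_op_0(f_o/4r)^2\le\frac K{16r^2d}$ by Lemma~\ref{lem:swap}.

\emph{One-register parts.} First, $\mu\le4\omega$ on $(-1,\infty)$. Indeed $(\omega-z^2/4)'=\frac{z(1-z)}{2(1+z)}$ has the sign of $z$ on $(-1,1)$, so $\omega\ge z^2/4$ on $(-1,1]$; and $\omega(1)=1-\log2>\frac14$ with $\omega'\ge\frac12$ on $[1,\infty)$ gives $\omega\ge z/4$ there. Next, $z^A_o=\sum_iw_i(o)x_i$ with the probability vector $w_i(o)=\langle e_i|\operatorname{tr}_BE_o|e_i\rangle/\operatorname{tr}E_o$, and $\sum_op_0(o)w_i(o)=d^{-2}\langle e_i|\operatorname{tr}_BI|e_i\rangle=1/d$. By convexity of $\omega$ and Lemma~\ref{lem:X}, $\sum_op_0\mu(\frac12z_o^A)\le4\sum_op_0\,\omega(z_o^A)\le\frac4d\sum_i\omega(x_i)\le\frac{4D_t}{dr}$. The same bound holds for $z^B$.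
\end{proof}

\subsection{Growth of information}

\begin{proposition}\label{prop:info}
There is an absolute constant $C_2$ such that, for arbitrary adaptively chosen POVMs on $\rho_\Phi\otimes\rho_\Phi$ and all $t\le\sqrt d\,r$, we have $\mathbb{E}_{P_1}D_t\le C_2\,t/r$.
\end{proposition}

The rate is the expected one: each vector perturbs the state by a relative amount $1/r$, so it should reveal about $1/r^2$ nats per round, and there are $r$ vectors. The difficulty is adaptivity. The measurement depends on the past, so the law of $\phi_a$ relevant for the next round is a posterior and not Haar measure, and a measurement aligned with $\phi_a$ would see a relative change of order $d/r$. We therefore bound the information gained in a round in terms of the information already held, by \eqref{eq:DV}, and close a recursion.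

\paragraph{Reduction to one vector.} Let $\phi_{-a}$, $\phi_{<a}$, $\phi_{>a}$ denote the vectors with index different from, below, above $a$. By the chain rule and independence, $I(\phi_a;Y_t|\phi_{<a})\le I(\phi_a;Y_t,\phi_{>a}|\phi_{<a})=I(\phi_a;Y_t|\phi_{-a})$, hence
\[
I(\Phi;Y_t)=\sum_aI(\phi_a;Y_t|\phi_{<a})\le r\,\iota(t),\qquad \iota(t):=I(\phi_a;Y_t|\phi_{-a}),
\]
where $\iota(t)$ does not depend on $a$ because $\rho_\Phi$ is symmetric in the vectors. We must show $\iota(t)\le C_2t/r^2$.

Fix $a$, $\phi_{-a}$ and $Y_t$. Let $\nu$ be the conditional law of $\phi=\phi_a$ and $D_\nu=\mathrm{KL}(\nu\|\mathrm{Haar})$, so that $\mathbb{E}D_\nu=\iota(t)$. Let $\tau$ be $\rho_\Phi$ with $\phi_a\phi_a^\dagger$ replaced by $I/d$. Then $\tau$ does not depend on $\phi$, and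
\[
\operatorname{tr}\tau=1,\qquad\tau\ge\frac I{2d},\qquad\rho_\Phi=\tau+\frac1{2r}\Delta,\qquad\Delta=\phi\phi^\dagger-\frac Id .
\]
The lower bound on $\tau$ is the reason for the term $I/2d$ in $\rho_\Phi$. By the chain rule and \eqref{eq:MIvar}, $\iota(t+1)-\iota(t)\le \mathbb{E}\,\mathbb{E}_\nu\mathrm{KL}(P_\phi\|\pi)$, where $P_\phi$ and $\pi$ are the outcome laws of round $t+1$ on $\rho_\Phi\otimes\rho_\Phi$ and on $\tau\otimes\tau$. By data processing we may refine the POVM to rank-one elements $\psi\psi^\dagger$ with $\sum_\psi\psi\psi^\dagger=I$ and $\psi$ unnormalized, so $\pi(\psi)=\langle\psi|\tau\otimes\tau|\psi\rangle$.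

\paragraph{Splitting the relative entropy.} Write $P_\phi/\pi=1+x$. As $\sum\pi x=0$, we have $\mathrm{KL}(P_\phi\|\pi)=\sum_\psi\pi\,\chi(x)$ with $\chi(x)=(1+x)\log(1+x)-x$. The bound $\chi(x)\le x^2$ is too weak for large $x$, since exponential moments will be needed. We use $\Psi(u)=|u|\log(1+|u|)$, which keeps the nearly linear growth and splits over sums:
\begin{itemize}
\item[(i)] $\Psi$ is even, convex (for $u>0$, $\Psi''=\frac{2+u}{(1+u)^2}$, and $\Psi'(0)=0$), increasing in $|u|$, and $\Psi(u)\le u^2$;
\item[(ii)] $\Psi(ju)\le j^2\Psi(u)$ for $j\ge1$, since $1+j|u|\le(1+|u|)^j$; with convexity, $\Psi(\sum_{i\le j}u_i)\le j\sum_{i\le j}\Psi(u_i)$;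
\item[(iii)] $\chi\le2\Psi$ on $[-1,\infty)$: for $x\ge0$, $\chi(x)\le x\log(1+x)$; for $x\in[-1,0]$, $\chi(x)\le(1+x)x-x=x^2\le2\log2\;x^2\le2\Psi(x)$, by concavity of $\log(1+u)$ on $[0,1]$;
\item[(iv)] for $A\ge0$, $\pi\,\Psi(A/\pi)=A\log(1+A/\pi)$ is decreasing in $\pi>0$.
\end{itemize}
Expanding $\rho_\Phi\otimes\rho_\Phi$ gives $x=\frac{x_1+x_2}{2r}+\frac{x_{12}}{4r^2}$, where $\pi x_1=\langle\psi|\Delta\otimes\tau|\psi\rangle$, $\pi x_2=\langle\psi|\tau\otimes\Delta|\psi\rangle$ and $\pi x_{12}=\langle\psi|\Delta\otimes\Delta|\psi\rangle$. Define $y_1,y_2,y_{12}\ge0$ in the same way with $\phi\phi^\dagger$ in place of $\Delta$. From $I/d\le2\tau$ we get $|x_i|\le y_i+2$ and $|x_{12}|\le y_{12}+2y_1+2y_2+4$. By (i) and (ii), and $r\ge1$,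
\[
\Psi\Big(\frac{x_i}{2r}\Big)\le2\Psi\Big(\frac{y_i}{2r}\Big)+\frac2{r^2},\qquad
\Psi\Big(\frac{x_{12}}{4r^2}\Big)\le4\Big[\Psi\Big(\frac{y_{12}}{4r^2}\Big)+\Psi\Big(\frac{y_1}{2r}\Big)+\Psi\Big(\frac{y_2}{2r}\Big)+\frac1{r^2}\Big].
\]
With (iii) and (ii) for three summands,
\begin{equation}\label{eq:split}
\mathrm{KL}(P_\phi\|\pi)\le6\sum_\psi\pi\,\Big\{6\Psi\Big(\frac{y_1}{2r}\Big)+6\Psi\Big(\frac{y_2}{2r}\Big)+4\Psi\Big(\frac{y_{12}}{4r^2}\Big)+\frac8{r^2}\Big\}.
\end{equation}
In the rest of the proof $\ell=1+2\log(1+d)$.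

\paragraph{The terms $y_1$ and $y_2$.} By symmetry we treat $y_1$. Let $S_\psi=\operatorname{tr}_B[(I\otimes\sqrt\tau)\psi\psi^\dagger(I\otimes\sqrt\tau)]\ge0$. Then $\pi y_1=\langle\phi|S_\psi|\phi\rangle$, $\sum_\psi S_\psi=I$, and $\pi=\operatorname{tr}(\tau S_\psi)\ge\operatorname{tr}S_\psi/2d$. Let $S_\psi=\sum_jc_{\psi j}u_{\psi j}u_{\psi j}^\dagger$ be a spectral decomposition. By (iv) and then Jensen's inequality with weights $c_{\psi j}/\operatorname{tr}S_\psi$,
\begin{equation}\label{eq:y1}
\sum_\psi\pi\,\Psi\Big(\frac{y_1}{2r}\Big)\le\sum_\psi\frac{\operatorname{tr}S_\psi}{2d}\,\Psi\Big(\frac{d\,\langle\phi|S_\psi|\phi\rangle}{r\operatorname{tr}S_\psi}\Big)\le\frac1{2d}\sum_uc_u\Psi\Big(\frac{d|\langle u|\phi\rangle|^2}r\Big),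
\end{equation}
where $u$ runs over all the unit vectors $u_{\psi j}$, which do not depend on $\phi$ and satisfy $\sum_uc_uuu^\dagger=I$.

To apply \eqref{eq:DV} we need an exponential moment of the right side. If the $u$ form an orthonormal basis, the Gaussian coordinates $\langle u|g\rangle$ are independent and the moment factorizes. For general weighted frames the substitute is the geometric Brascamp--Lieb inequality (Ball; Barthe \cite{Barthe}): if linear maps $B_u:\mathbb{R}^M\to\mathbb{R}^{M_u}$ and weights $c_u\ge0$ satisfy $B_uB_u^{\mathsf T}=I$ and $\sum_uc_uB_u^{\mathsf T}B_u=I$, then for nonnegative integrable $G_u$,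
\begin{equation}\label{eq:BL}
\int\prod_uG_u(B_ux)^{c_u}\,dx\le\prod_u\Big(\int G_u\Big)^{c_u}.
\end{equation}

\begin{lemma}\label{lem:frame}
Let $\nu$ be a law on the unit sphere of $\mathbb{C}^d$, let $\sum_uc_uuu^\dagger=I$ with unit vectors $u$ and $c_u\ge0$, and let $r\ge1$. Then
\[
\mathbb{E}_\nu\,\frac1d\sum_uc_u\Psi\Big(\frac{d|\langle u|\phi\rangle|^2}r\Big)\le\frac1{r^2}\Big[5+\frac{4r\ell D_\nu}d\Big].
\]
\end{lemma}

\begin{proof}
Let $J(v)=r^2\Psi(v/r)=rv\log(1+v/r)$ for $v\ge0$; it is convex and $J(v)\le v^2$. Its growth is slightly too fast for Gaussian exponential moments, but only the values $v\le d$ occur. Let $J_1=J$ on $[0,d]$, continued by its tangent line at $d$. Then $J_1$ is convex, $J_1\le J$, and its slopes are at most $J'(d)=r\log(1+d/r)+\frac{rd}{r+d}\le r\ell$, so $J_1(v)\le\min\{v^2,r\ell v\}$. Let $g=\sqrt\xi\,\phi$ be the Gaussian lift. Since $\mathbb{E}\xi=d$, Jensen's inequality gives $J(d|\langle u|\phi\rangle|^2)=J_1(d|\langle u|\phi\rangle|^2)\le \mathbb{E}_\xi J_1(|\langle u|g\rangle|^2)$. With $\lambda=\frac1{4r\ell}$,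 inequality \eqref{eq:DV} gives
\[
\lambda\sum_uc_u\,\mathbb{E}J_1(|\langle u|g\rangle|^2)\le D_\nu+\log\int\prod_u\Big(e^{\lambda J_1(|\langle u|x\rangle|^2)}\Big)^{c_u}d\gamma(x).
\]
Apply \eqref{eq:BL} to $B_u=\langle u|\cdot\rangle:\mathbb{R}^{2d}\to\mathbb{R}^2$ and $G_u(z)=e^{\lambda J_1(|z|^2)}\pi^{-1}e^{-|z|^2}$, with $\pi$ the number. The hypotheses hold because $\|u\|=1$ and $\sum_uc_u|\langle u|x\rangle|^2=\|x\|^2$; this identity and $\sum_uc_u=d$ also show that the Gaussian factors multiply to the density of $\gamma$. So the integral is at most $(\mathbb{E}e^{\lambda J_1(\zeta)})^d$ with $\zeta\sim\mathrm{Exp}(1)$. From $e^y\le1+ye^y$, $\lambda J_1(\zeta)\le\zeta/4$ and $J_1(\zeta)\le\zeta^2$,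
\[
\mathbb{E}e^{\lambda J_1(\zeta)}\le1+\lambda\,\mathbb{E}[\zeta^2e^{\zeta/4}]=1+\frac{2\lambda}{(3/4)^3}\le1+5\lambda .
\]
Thus $\sum_uc_u\mathbb{E}J_1\le D_\nu/\lambda+5d$; divide by $dr^2$.
\end{proof}

\paragraph{The term $y_{12}$.} Let $\mu_\psi=\|\psi\|^2/d^2$, so $\sum_\psi\mu_\psi=1$ and $\pi\ge\mu_\psi/4$, and let $Y_\psi=|\langle\psi|\phi\otimes\phi\rangle|^2/\mu_\psi\in[0,d^2]$. By (iv) and $r\ge1$,
\begin{equation}\label{eq:y12}
\sum_\psi\pi\,\Psi\Big(\frac{y_{12}}{4r^2}\Big)\le\sum_\psi\frac{\mu_\psi}4\Psi\Big(\frac{Y_\psi}{r^2}\Big)\le\frac{V(\phi)}{4r^2},\qquad V(\phi)=\sum_\psi\mu_\psi Y_\psi\log(1+Y_\psi).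
\end{equation}
This term already carries the factor $1/r^2$. But $Y_\psi$ is quartic in $\phi$, so Gaussian exponential moments are not available, and we stay on the sphere. On the unit sphere $S^M\subset\mathbb{R}^{M+1}$, the logarithmic Sobolev inequality and Herbst's argument \cite{Ledoux} give $\mathbb{E}e^{\lambda(f-\mathbb{E}f)}\le e^{\lambda^2\Lambda_f^2/(2(M-1))}$ for every $f$ with Lipschitz constant $\Lambda_f$. Here $M=2d-1$ and $M-1\ge d$.

\begin{lemma}\label{lem:quartic}
$\mathbb{E}_\nu V\le24+4\ell\sqrt{2D_\nu/d}$.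
\end{lemma}

\begin{proof}
By \eqref{eq:haar} with $m=4$, a unit vector $\hat\psi$ has $\mathbb{E}_{\mathrm{Haar}}|\langle\hat\psi|\phi\otimes\phi\rangle|^4\le24/d^4$, so $\mathbb{E}_{\mathrm{Haar}}V\le\sum_\psi\mu_\psi \mathbb{E}Y_\psi^2\le24$. The derivative of $Y\log(1+Y)$ on $[0,d^2]$ lies between $0$ and $1+\log(1+d^2)\le\ell$. Let $v=\phi\otimes\phi$ and $v'=\phi'\otimes\phi'$. Using $\sum_\psi|\langle\psi|w\rangle|^2=\|w\|^2$ and the Cauchy--Schwarz inequality,
\[
|V(\phi)-V(\phi')|\le\ell\sum_\psi|\langle\psi|v-v'\rangle|\,\big(|\langle\psi|v\rangle|+|\langle\psi|v'\rangle|\big)\le2\ell\|v-v'\|\le4\ell\|\phi-\phi'\| .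
\]
So \eqref{eq:DV} gives $\lambda(\mathbb{E}_\nu V-\mathbb{E}_{\mathrm{Haar}}V)\le D_\nu+\lambda^2(4\ell)^2/2d$ for all $\lambda>0$, and optimizing over $\lambda$ gives the claim.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:info}]
Insert \eqref{eq:y1}, its counterpart for $y_2$, and \eqref{eq:y12} into \eqref{eq:split}, apply Lemmas~\ref{lem:frame} and~\ref{lem:quartic}, and average over $\phi_{-a}$ and $Y_t$. With $\mathbb{E}\sqrt{D_\nu}\le\sqrt{\iota(t)}$ and $4\ell\sqrt{2\iota/d}\le4+2\ell^2\iota/d$,
\[
\iota(t+1)-\iota(t)\le\frac6{r^2}\Big[6\Big(5+\frac{4r\ell\,\iota(t)}d\Big)+24+4\ell\sqrt{\frac{2\iota(t)}d}+8\Big]\le\frac6{r^2}\Big[66+26\,r\ell^2\,\frac{\iota(t)}d\Big].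
\]
Hence $\iota(t+1)\le(1+\frac{156\,\ell^2}{rd})\iota(t)+\frac{400}{r^2}$ with $\iota(0)=0$, and by induction $\iota(t)\le\frac{400\,t}{r^2}\exp(\frac{156\,\ell^2t}{rd})$. For $t\le\sqrt d\,r$ the exponential is at most $C_1:=\sup_d\exp(156\,\ell^2/\sqrt d)$, which is finite because $\ell$ grows logarithmically in $d$. Take $C_2=400\,C_1$.
\end{proof}

The logarithms lost in Lemmas~\ref{lem:frame} and~\ref{lem:quartic} are harmless because they occur only in the feedback term, which has the factor $\sqrt d$ to spare.

\subsection{Conclusion of the proof}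

Suppose $N\le c\sqrt d\,r$ and $N\le c\,r^2d/K$ with $c\le1$. Sum Lemma~\ref{lem:round} over $t=0,\dots,N-1$, take the expectation under $P_1$, and use Proposition~\ref{prop:info} and $\sum_{t<N}t\le N^2/2$:
\[
\mathbb{E}_{P_1}\sum_{t\le N}h_t\le8\Big[\frac{4C_2N^2}{r^2d}+\frac{NK}{16r^2d}+\frac{7N^2}{2r^2d}+\frac N{2rd}\Big]\le8\Big[4C_2c^2+\frac c{16}+\frac{7c^2}2+\frac c2\Big]\le8c\,(4C_2+5).
\]
Choose $c$ so small that the right side is at most $0.0015$, and take $\eta=\frac1{100}$ in Lemma~\ref{lem:hellinger}. Then $\mathrm{TV}(P_0,P_1)\le0.15+\sqrt{0.02}<\frac13$, contradicting \eqref{eq:test}. Therefore $N>c\min\{\sqrt d\,r,\,r^2d/K\}$, and $r\ge\frac1{34\epsilon}$ turns this into $N=\Omega(\min\{\sqrt d/\epsilon,\,d/(K\epsilon^2)\})$. Together with Lemmas~\ref{lem:coin} and~\ref{lem:reduction}, this proves Theorem~\ref{thm:two}.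

\begin{thebibliography}{9}

\bibitem{Barthe}
Barthe, Invent. Math. 134 (1998).

\bibitem{BBEM}
Beauzamy, Bombieri, Enflo, Montgomery, J. Number Theory (1990).

\bibitem{GHYZ}
Weiyuan Gong, Jonas Haferkamp, Qi Ye, Zhihan Zhang, \emph{On the sample complexity of purity and inner product estimation}, arXiv:2410.12712 (2024).

\bibitem{Ledoux}
Ledoux, \emph{The Concentration of Measure Phenomenon}.

\bibitem{SZ}
Seymour, Zaslavsky, Adv. Math. (1984).

\end{thebibliography}
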